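# Pivot-minor Ramsey numbers grow exponentially

## 1. A pentagon that acquires a triangle

All graphs are finite and simple. Take the pentagon $C_5$ with edges $12,23,34,45,51$. It has no triangle and no independent set of size $3$, so it is the standard witness for $R(3)>5$, where $R(k)$ is the diagonal Ramsey number. We now modify it by an operation that keeps the vertex set.

**Definition (local complementation, pivot).** For a vertex $v$ of a graph $G$, the graph $G*v$ is obtained from $G$ by replacing the subgraph induced on the neighborhood $N(v)$ by its complement. For an edge $cd$ of $G$, the pivot along $cd$ is $G\times cd=G*c*d*c$.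

Let us pivot the pentagon along the edge $12$.

- Apply $*1$. The neighbors of $1$ are $2,5$, which are nonadjacent. The edge $25$ is added.
- Apply $*2$. The neighbors of $2$ are now $1,3,5$, and among these only $15$ is an edge. So $15$ is removed, and $13$ and $35$ are added.
- Apply $*1$. The neighbors of $1$ are now $2,3$, which are adjacent. The edge $23$ is removed.

The result has edges $12,13,25,34,35,45$. The vertices $3,4,5$ form a triangle, so after one pivot the pentagon is no longer a witness.

**Definition (pivot-minor).** A graph $H$ with $V(H)\subseteq V(G)$ is a pivot-minor of $G$ if it is obtained from $G$ by a sequence of pivots along edges and vertex deletions. We say that $G$ contains an independent set (a clique) of size $k$ as a pivot-minor if some pivot-minor of $G$ is an edgeless (complete) graph on $k$ vertices. We write $R_{\rm piv}(k)$ for the minimum $n$ such that every $n$-vertex graph contains an independent set or a clique of size $k$ as a pivot-minor.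

The two smallest cases can be settled by hand. A graph on two vertices is an edge or a non-edge, so $R_{\rm piv}(2)=2$.

For $k=3$, suppose a $5$-vertex graph has no triangle and no independent set of size $3$. The neighbors of a vertex are pairwise nonadjacent, so there are at most two of them. The non-neighbors are pairwise adjacent, so there are also at most two. Hence all degrees are exactly $2$, and the graph is $C_5$. We just saw that $C_5$ has a triangle as a pivot-minor, so $R_{\rm piv}(3)\le 5$. Conversely, let $2K_2$ be two disjoint edges. The endpoints of an edge have no other neighbors, so each local complementation in a pivot changes nothing, and this stays true after deletions. So the pivot-minors of $2K_2$ are its induced subgraphs, none of which is a triangle or an independent set of size $3$. Hence $R_{\rm piv}(3)=5$, while $R(3)=6$.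

Pivoting thus makes homogeneous sets easier to find. How much easier? An induced subgraph is a pivot-minor, so $R_{\rm piv}(k)\le R(k)$. It is also a known fact that $R_{\rm piv}(k)\le (k-1)(2^k-1)+1$ for all $k\ge 0$. The problem, from Ruben Ascoli, Bryce Frederickson, Sarah Frederickson, Caleb McFarland, Logan Post, "Almost all graphs are vertex-minor universal", arXiv:2602.09049 (2026), is to prove or disprove the following conjecture: there is a polynomial $p$ with $R_{\rm piv}(k)\le p(k)$ for all $k\ge1$.

The conjecture is false. We shall prove $R_{\rm piv}(k)>2^{k/4}$ for all $k\ge 2$.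

## 2. Lower and upper bounds: statements

For $a,b\ge2$ let $R_{\rm piv}(a,b)$ be the least $n$ such that every $n$-vertex graph has an independent set of size $a$ or a clique of size $b$ as a pivot-minor. Thus $R_{\rm piv}(k)=R_{\rm piv}(k,k)$. To prove $R_{\rm piv}(a,b)>N$ it is enough to find one $N$-vertex graph with neither: if $R_{\rm piv}(a,b)\le N$, then an induced subgraph on $R_{\rm piv}(a,b)$ vertices would contain one of them.

**Theorem 1.** For every $k\ge2$, with $h=\lceil k/2\rceil$,
$$R_{\rm piv}(k)>\Big(\frac{k!}{4}\Big)^{1/k}2^{h(h-1)/k}\ \ge\ \Big(\frac{k!}{4}\Big)^{1/k}2^{k/4-1/2}=\Big(\frac{1}{e\sqrt2}+o(1)\Big)\,k\,2^{k/4}.$$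
In particular $R_{\rm piv}(k)>2^{k/4}$ for all $k\ge2$, so no polynomial bounds $R_{\rm piv}$.

**Theorem 2.** Let $a,b\ge2$ and $\rho=\lfloor a/2\rfloor$.

(i) $R_{\rm piv}(a,b)>(b!/4)^{1/b}\,2^{(1-\rho/b)(\lceil a/2\rceil-1)}$. So for fixed $\beta>1/2$, $R_{\rm piv}(a,\lceil\beta a\rceil)\ge 2^{(\frac12-\frac1{4\beta}-o(1))a}$ as $a\to\infty$.

(ii) $R_{\rm piv}(a,b)>2^{a-2}\lfloor (b-1)/2^{\rho-1}\rfloor$.

**Theorem 3.** For $a,b\ge2$, $R_{\rm piv}(a,b)\le (b-1)(2^{a-1}-1)+a$. In particular $R_{\rm piv}(k)\le (k-1)2^{k-1}+1$, about half the bound quoted in the problem.

Together these give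
$$\tfrac14\le\liminf_k \tfrac1k\log_2R_{\rm piv}(k)\le\limsup_k \tfrac1k\log_2R_{\rm piv}(k)\le 1, \tag{1}$$
so $\log R_{\rm piv}(k)=\Theta(k)$. Also, for each fixed $a$, $R_{\rm piv}(a,b)$ is linear in $b$:
$$2^{\lceil a/2\rceil-1}\le\liminf_{b} R_{\rm piv}(a,b)/b\le \limsup_{b} R_{\rm piv}(a,b)/b\le 2^{a-1}-1. \tag{2}$$
The exact exponent in (1) is not determined here.

## 3. The pivot written over $\mathbb F_2$

From now on matrix arithmetic is in $\mathbb F_2$. Three local complementations in a row are awkward to iterate, so we first compute their combined effect. Let $A$ be the adjacency matrix of $G$ and let $cd$ be an edge. For $x\notin\{c,d\}$ put $p_x=A_{xc}$ and $q_x=A_{xd}$.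

**Fact.** Let $A'$ be the adjacency matrix of $G\times cd$. For distinct $x,y\notin\{c,d\}$,
$$A'_{xy}=A_{xy}+p_xq_y+q_xp_y,\qquad A'_{xc}=q_x,\qquad A'_{xd}=p_x,\qquad A'_{cd}=1. \tag{3}$$

**Proof.** Local complementation at $v$ replaces $A_{xy}$ by $A_{xy}+A_{xv}A_{yv}$ for distinct $x,y\ne v$, and leaves the row of $v$ unchanged. We follow the entries through the three operations. The $cd$-entry is $1$ throughout, because each operation is at $c$ or at $d$ and so fixes that entry.

- After $*c$: the $xy$-entry is $A_{xy}+p_xp_y$. The $xc$-entry is still $p_x$. The $xd$-entry is $q_x+p_x\cdot1=p_x+q_x$.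
- After $*d$: we add $(p_x+q_x)(p_y+q_y)$ to the $xy$-entry. The $xc$-entry becomes $p_x+(p_x+q_x)\cdot 1=q_x$. The $xd$-entry is still $p_x+q_x$.
- After $*c$: we add $q_xq_y$ to the $xy$-entry. The $xc$-entry is still $q_x$. The $xd$-entry becomes $(p_x+q_x)+q_x\cdot 1=p_x$.

The total change of the $xy$-entry is
$$p_xp_y+(p_x+q_x)(p_y+q_y)+q_xq_y=p_xq_y+q_xp_y.\qquad\square$$

In words: $p_xq_y+q_xp_y$ is the determinant of the $2\times2$ matrix with rows $(p_x,q_x)$ and $(p_y,q_y)$. It is $1$ exactly when these rows are distinct and nonzero. So a pivot flips the adjacency between vertices of different nonzero types and exchanges the neighborhoods of $c$ and $d$ outside $\{c,d\}$. In the pentagon with $c=1$, $d=2$, vertex $5$ has type $(1,0)$, vertex $3$ has type $(0,1)$, and vertex $4$ has type $(0,0)$. So $35$ is flipped, $5$ moves from $1$ to $2$, and $3$ moves from $2$ to $1$, as we found.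

Formula (3) for a given pair involves only that pair and $c,d$. Hence $(G\times cd)-w=(G-w)\times cd$ for $w\ne c,d$. In a sequence of pivots and deletions we can therefore move every deletion to the end:

**Remark 1.** Every pivot-minor of $G$ is an induced subgraph of a graph obtained from $G$ by pivots only.

## 4. Uniform random graphs and gadget edges

The classical random lower bound for Ramsey numbers takes a uniformly random graph on $n$ vertices. A fixed $k$-set is independent with probability $2^{-\binom k2}$, and likewise for a clique. If $2\binom nk2^{-\binom k2}<1$, some graph has neither. It is natural to try this here, adding to the union bound all the ways of pivoting. Let us see what each term costs.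

Fix a $k$-set $S$ and a list of $m$ disjoint pairs of vertices outside $S$. For each $J\subseteq\{1,\dots,m\}$ consider the following recipe: go through the list, and at each pair with index in $J$ pivot along it if it is currently an edge, and otherwise do nothing. Now reveal all adjacencies except those inside $S$. By (3), every entry with an end outside $S$ is updated using only entries of the same kind, since $c,d\notin S$. So the whole run of the recipe is determined, and inside $S$ it adds a fixed symmetric matrix to the unrevealed uniform entries. After the recipe the graph on $S$ is again uniform, and it is edgeless with probability exactly $2^{-\binom k2}$.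

There are $2^m$ recipes. For this single set $S$ they contribute $2^{m-\binom k2}$ to the union bound. That is at least $1$ as soon as $m\ge\binom k2$, and there is room for that many pairs when $n\ge k+2\binom k2=k^2$. So the union bound over recipes gives nothing once $n\ge k^2$, far below what we need.

The loss is not only a matter of bookkeeping, because different recipes can lead to different graphs on $S$. Take $k$ vertices forming $S$, with any graph on them. For every pair $e=\{x,y\}\subseteq S$ add two new vertices $c_e,d_e$ with edges $c_ed_e$, $c_ex$, $d_ey$. This graph has $k^2$ vertices. By (3), pivoting along $c_ed_e$ flips $xy$, exchanges the roles of $x$ and $y$ at the gadget, and changes nothing else, so the other gadgets are intact. Choosing which gadgets to pivot, we obtain every graph on $S$, including the edgeless and the complete one.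

None of this shows that a uniform random graph is a bad example. It shows where the union bound stops: every recipe costs a separate term, and the recipes are too many. We need graphs in which a property visible before any pivoting controls the whole pivot class.

## 5. Ones on the diagonal, and a rank that cannot grow

Formula (3) looks almost like adding the matrix $pq^T+qp^T$, except in the rows of $c$ and $d$. The exception disappears if we put ones on the diagonal. Let $\hat A=A+I$, and now let $p$ and $q$ be the full columns of $\hat A$ indexed by $c$ and $d$. So $p_c=p_d=q_c=q_d=1$.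

**Observation.** With $\hat A'=A'+I$,
$$\hat A'=\hat A+pq^T+qp^T. \tag{4}$$

**Proof.** We check every kind of entry against (3). For distinct $x,y\notin\{c,d\}$ it is the first formula of (3). The $xc$-entry on the right is $p_x+p_xq_c+q_xp_c=p_x+p_x+q_x=q_x$. The $xd$-entry is $q_x+p_xq_d+q_xp_d=q_x+p_x+q_x=p_x$. The $cd$-entry is $1+1+1=1$. A diagonal entry is $1+p_zq_z+q_zp_z=1$. $\square$

With zeros on the diagonal this would fail: then $p_c=0$, $q_c=1$, and the $xc$-entry would come out as $p_x+p_x=0$ instead of $q_x$.

In (4), $p$ and $q$ are columns of $\hat A$, so every column of $\hat A'$ lies in the column space of $\hat A$. Pivoting never increases $\operatorname{rank}\hat A$. An independent set of size $s$ in the pivoted graph is an identity submatrix $I_s$ of $\hat A'$. Therefore every independent set that occurs as a pivot-minor of $G$ has size at most $\operatorname{rank}(A+I)$, whatever recipe produced it.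

A first test: let $G$ be a disjoint union of $k-1$ cliques, each on $k-1$ vertices. Then $\hat A$ is block diagonal with all-ones blocks, of rank $k-1$, so there is no independent set of size $k$. Pivoting along an edge changes nothing, since $p=q$. So there is no clique of size $k$ either, and $R_{\rm piv}(k)>(k-1)^2$. For $k=3$ this is the graph $2K_2$ of Section 1.

That bound is only quadratic: this graph has rank $k-1$ but only $k-1$ different columns of $\hat A$. In a matrix of rank $r$ the columns lie in a space with $2^r$ elements, so there may be room for exponentially many different ones. What we then need is equally good control over cliques.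

## 6. Fixed vectors and a moving form

To keep track of cliques we factor $\hat A$ through an $r$-dimensional space.

**Definition (representation).** Fix $r\ge1$. A representation of a graph $H$ is a pair $(M,(u_v)_{v\in V(H)})$, where $M$ is a nonsingular symmetric $r\times r$ matrix over $\mathbb F_2$ and $u_v\in\mathbb F_2^r$ are vectors, not necessarily distinct, such that with $\langle x,y\rangle=x^TMy$,
$$\langle u_v,u_v\rangle=1\ \text{ for all } v,\qquad\text{and for } v\ne w:\ vw\in E(H)\iff\langle u_v,u_w\rangle=1 .$$

If $U$ is the matrix with columns $u_v$, this says $\hat A=U^TMU$.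

**Example.** Let $r=3$, $M=I$, and take the vectors $e_1,e_2,e_3$ and $f=e_1+e_2+e_3$. Each has $\langle x,x\rangle=1$, since each has odd weight. The $e_i$ are pairwise at product $0$, and $\langle e_i,f\rangle=1$. The graph is the star $K_{1,3}$ with center $f$.

What does a pivot along $cd$ do to $\hat A=U^TMU$? The columns in (4) are $p=U^TMu_c$ and $q=U^TMu_d$, so
$$\hat A'=U^TMU+U^TMu_cu_d^TMU+U^TMu_du_c^TMU=U^TM'U,\qquad M'=M+M(u_cu_d^T+u_du_c^T)M. \tag{5}$$
The vectors have not moved; only the form has changed. It remains to check that the new form is nonsingular.

**Lemma 1.** If $H$ has a representation $(M,(u_v))$ and $cd\in E(H)$, then $H\times cd$ has a representation $(M',(u_v))$ with the same vectors. Hence every pivot-minor of $H$ on vertex set $S$ has a representation $(M'',(u_v)_{v\in S})$ for some nonsingular symmetric $M''$.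

**Proof.** Write $u=u_c$ and $v=u_d$. By the definition of a representation, $\langle u,u\rangle=\langle v,v\rangle=\langle u,v\rangle=1$.

**Step 1: the form computes the pivoted graph.** This step checks everything in the definition except nonsingularity. Let $M'$ be as in (5); it is symmetric because $M$ and $uv^T+vu^T$ are. By (5), $\hat A'=U^TM'U$, so the new form has value $1$ on each pair $(u_z,u_z)$, and for $x\neq y$ its value on $(u_x,u_y)$ is the $xy$-entry of the adjacency matrix of $H\times cd$. Explicitly,
$$\langle x,y\rangle'=\langle x,y\rangle+\langle x,u\rangle\langle v,y\rangle+\langle x,v\rangle\langle u,y\rangle .$$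
At the board one can verify this independently of (4). First, $\langle x,x\rangle'=\langle x,x\rangle$. Next, $\langle u,y\rangle'=\langle u,y\rangle+\langle v,y\rangle+\langle u,y\rangle=\langle v,y\rangle$, symmetrically $\langle v,y\rangle'=\langle u,y\rangle$, and $\langle u,v\rangle'=\langle v,v\rangle=1$. For two vertices outside $\{c,d\}$ the formula is the first part of (3).

**Step 2: $M'$ is nonsingular.** This step keeps the new pair a representation. We have $M'=M\tau$ with $\tau=I+(uv^T+vu^T)M$, that is,
$$\tau y=y+\langle v,y\rangle u+\langle u,y\rangle v .$$
It is enough to show that $\tau$ is injective. If $u=v$, the last two terms cancel and $\tau$ is the identity. Let $u\ne v$. Both vectors are nonzero, because $\langle u,u\rangle=\langle v,v\rangle=1$, and over $\mathbb F_2$ two distinct nonzero vectors are linearly independent. Suppose $\tau y=0$. Then $y=\langle v,y\rangle u+\langle u,y\rangle v$, so $y=\alpha u+\gamma v$ for some $\alpha,\gamma\in\mathbb F_2$. Now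
$$\tau u=u+\langle v,u\rangle u+\langle u,u\rangle v=u+u+v=v,\qquad \tau v=v+\langle v,v\rangle u+\langle u,v\rangle v=v+u+v=u .$$
So $0=\tau y=\alpha v+\gamma u$, which forces $\alpha=\gamma=0$ and $y=0$. Hence $\tau$ is invertible, and so is $M'=M\tau$.

**Step 3: all pivot-minors.** This step iterates. A pivot replaces $M$ by another nonsingular symmetric matrix and keeps the vectors. Deleting a vertex drops its vector. Induction along the sequence of operations gives the last claim. $\square$

**Example, continued.** Pivot the star along the edge joining its center $f$ to the leaf $e_1$. The other two leaves have type $(1,0)$, so they move to $e_1$, and the result is the star with center $e_1$. Formula (5) gives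
$$M'=I+fe_1^T+e_1f^T=\begin{pmatrix}1&1&1\\1&1&0\\1&0&1\end{pmatrix}.$$
Indeed $\langle e_1,e_2\rangle'=\langle e_1,e_3\rangle'=1$, $\langle e_2,e_3\rangle'=0$, $\langle e_1,f\rangle'=1+1+1=1$, and $\langle e_2,f\rangle'=\langle e_3,f\rangle'=1+1=0$. The diagonal values are $1$ for each $e_i$, and $\langle f,f\rangle'$ is the number of ones in $M'$, which is $7$, so it is $1$. The integer determinant of $M'$ is $(1-0)-(1-0)+(0-1)=-1$, so $M'$ is nonsingular mod $2$.

## 7. Homogeneous sets as configurations of vectors

A representation with any nonsingular form restricts independent sets and cliques, and the restriction speaks about the vectors only. For a subspace $W$ put $W^\perp=\{y:\langle w,y\rangle=0\text{ for all }w\in W\}$. If $w_1,\dots,w_m$ is a basis of $W$, the rows $w_i^TM$ are linearly independent because $M$ is nonsingular. So $W^\perp$ is cut out by $m$ independent equations, and $\dim W^\perp=r-\dim W$.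

**Lemma 2.** Let $K$ have a representation $(M,(u_v)_{v\in S})$ in $\mathbb F_2^r$.

(a) If $K$ is edgeless, then $|S|\le r$.

(b) If $K$ is complete and $S\ne\emptyset$, then $\dim\operatorname{span}\{u_v:v\in S\}\le\lfloor(r+1)/2\rfloor$.

**Proof of (a).** Here $\langle u_v,u_w\rangle$ is $1$ if $v=w$ and $0$ otherwise. If $\sum_v c_vu_v=0$, pairing with $u_w$ gives $c_w=0$. So the $u_v$ are $|S|$ linearly independent vectors in $\mathbb F_2^r$.

**Proof of (b).** Now $\langle u_v,u_w\rangle=1$ for all $v,w\in S$, including $v=w$. We take differences to produce a totally isotropic subspace. Fix $s\in S$ and let $W=\operatorname{span}\{u_v+u_s:v\in S\}$.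

For $v,w\in S$, $\langle u_v+u_s,u_w+u_s\rangle=1+1+1+1=0$, so $\langle w_1,w_2\rangle=0$ for all $w_1,w_2\in W$. Also $\langle u_s,u_v+u_s\rangle=1+1=0$, so $u_s\in W^\perp$. Hence $W+\operatorname{span}\{u_s\}\subseteq W^\perp$. Moreover $u_s\notin W$, because $\langle u_s,u_s\rangle=1$ while $\langle w,w\rangle=0$ on $W$. Therefore
$$r-\dim W=\dim W^\perp\ge\dim W+1 .$$
So $\dim W\le(r-1)/2$. Since $\operatorname{span}\{u_v:v\in S\}=W+\operatorname{span}\{u_s\}$, its dimension is $\dim W+1\le(r+1)/2$. $\square$

In the star example $r=3$, the bound in (b) is $2$, and the edge $\{e_1,f\}$ attains it. Nonsingularity matters in (b). If $J$ is the $3\times3$ all-ones matrix, of rank $1$, then $x^TJy$ is the product of the parities of the weights of $x$ and $y$, so all odd-weight vectors are pairwise at product $1$, and they span $\mathbb F_2^3$. This is why Step 2 of Lemma 1 was needed.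

## 8. All odd vectors, with multiplicity

**Notation for Sections 8 and 9.** Let $a\ge2$, $r=a-1$, and $\rho=\lfloor(r+1)/2\rfloor=\lfloor a/2\rfloor$. Then $1\le\rho\le r$ and $r-\rho=\lceil a/2\rceil-1$. Let $E\subset\mathbb F_2^r$ be the set of vectors of odd weight. Then $|E|=2^{r-1}$, and $u\cdot u=1$ for $u\in E$.

For a sequence $u_1,\dots,u_N\in E$ let $G$ be the graph on $\{1,\dots,N\}$ with $i\sim j$ if and only if $u_i\cdot u_j=1$, for $i\ne j$. Then $(I,(u_i))$ represents $G$. Lemma 1 says that every pivot-minor is represented by the same vectors with some nonsingular form, and Lemma 2 applies to it: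

> $(\ast)$ $G$ has no independent set of size $a=r+1$ as a pivot-minor. If $G$ has a clique of size $b$ as a pivot-minor, then some $b$ of the indices have vectors spanning a space of dimension at most $\rho$.

The recipes of Section 4 are gone. Independent sets are excluded with no further work, and cliques are excluded if the list $u_1,\dots,u_N$ does not put $b$ indices into a subspace of about half the dimension. For that we need to know how many odd vectors a subspace contains.

**Claim.** A subspace $P$ of dimension $m\ge 1$ satisfies $|P\cap E|\in\{0,2^{m-1}\}$.

**Proof.** The sum of coordinates is a linear functional on $P$, and $P\cap E$ is the set where it equals $1$. It is zero on all of $P$, or takes the value $1$ on exactly half of $P$. $\square$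

The first thing to try is to use all of $E$.

**Proof of Theorem 2(ii).** Let $t=\lfloor(b-1)/2^{\rho-1}\rfloor$. If $t=0$, the claim is $R_{\rm piv}(a,b)>0$, and there is nothing to prove. Otherwise let $(u_i)$ list every vector of $E$ exactly $t$ times, so that $N=t2^{r-1}=t2^{a-2}$. By $(\ast)$, no independent set of size $a$ is a pivot-minor of $G$. By Lemmas 1 and 2(b), the vectors of any nonempty clique pivot-minor lie in a subspace $P$ with $\dim P\le\rho$, and by the Claim $|P\cap E|\le2^{\rho-1}$. Each vector occurs $t$ times, so the clique has at most $t2^{\rho-1}\le b-1$ vertices. Hence $R_{\rm piv}(a,b)>N$. $\square$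

For $a=b=3$ we have $r=2$, $\rho=1$, $E=\{e_1,e_2\}$, $t=2$, and $G$ is $2K_2$ once more. For $a=b=9$ we get $\rho=4$, $t=1$, and $R_{\rm piv}(9)>128$, better than $(k-1)^2=64$.

On the diagonal, however, the construction soon gives nothing. For $a=b=k\ge10$ we have $k-1<2^{\lfloor k/2\rfloor-1}$: this holds for $k=10$ and $k=11$ ($9,10<16$), and passing from $k$ to $k+2$ adds $2$ on the left and doubles the right. Then $t=0$. The difficulty is that a $\rho$-dimensional subspace contains up to $2^{\rho-1}$ vectors of $E$, which $(\ast)$ does not prevent from becoming a clique. We have to thin out $E$ so that no $\rho$-dimensional subspace keeps $b$ of the chosen vectors.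

## 9. A random list of odd vectors

**Proof of Theorem 2(i).** Choose $u_1,\dots,u_N$ independently and uniformly from $E$. The randomness is now in the vectors, and the union bound runs over $b$-sets of indices and $\rho$-dimensional subspaces, with no pivoting in it.

**Step 1: count the subspaces.** This bounds the number of terms. A $\rho$-dimensional subspace of $\mathbb F_2^r$ is given by an ordered basis: there are $\prod_{i=0}^{\rho-1}(2^r-2^i)$ linearly independent $\rho$-tuples in $\mathbb F_2^r$, and each subspace has $\prod_{i=0}^{\rho-1}(2^\rho-2^i)$ ordered bases. So the number of subspaces is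
$$\prod_{i=0}^{\rho-1}\frac{2^r-2^i}{2^\rho-2^i}\le\prod_{i=0}^{\rho-1}\frac{2^r}{2^\rho(1-2^{-(\rho-i)})}\le 2^{\rho(r-\rho)}\prod_{j\ge1}(1-2^{-j})^{-1}\le 4\cdot2^{\rho(r-\rho)} .$$
For the last inequality we use $\prod_j(1-x_j)\ge1-\sum_jx_j$ for $x_j\in[0,1]$ with convergent sum, on the factors with $j\ge4$:
$$\prod_{j\ge1}(1-2^{-j})\ge\frac12\cdot\frac34\cdot\frac78\cdot\Big(1-\sum_{j\ge4}2^{-j}\Big)=\frac{21}{64}\cdot\frac78=\frac{147}{512}>\frac14 .$$

**Step 2: the probability of a bad $b$-set.** This bounds each term. By the Claim, a uniform vector of $E$ lies in a given $\rho$-dimensional subspace with probability at most $2^{\rho-1}/2^{r-1}=2^{-(r-\rho)}$. By independence, $b$ given vectors all lie in it with probability at most $2^{-b(r-\rho)}$. Since $\rho\le r$, vectors spanning dimension at most $\rho$ lie in a common $\rho$-dimensional subspace. So $b$ given vectors span dimension at most $\rho$ with probability at most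
$$4\cdot2^{\rho(r-\rho)}\cdot2^{-b(r-\rho)}=4\cdot2^{-(b-\rho)(r-\rho)} .$$

**Step 3: choose $N$.** This makes the expected number of bad $b$-sets less than one. That expectation is at most
$$4\binom Nb2^{-(b-\rho)(r-\rho)} . \tag{6}$$
Let $x=(b!/4)^{1/b}2^{(1-\rho/b)(r-\rho)}$, so that $x^b=\frac{b!}{4}2^{(b-\rho)(r-\rho)}$, and let $N=\lfloor x\rfloor$. If $N=0$, then $x<1\le R_{\rm piv}(a,b)$, and the claim holds trivially. If $N\ge1$, then $\binom Nb<N^b/b!$, because $b\ge2$. Then (6) is less than $4\frac{x^b}{b!}2^{-(b-\rho)(r-\rho)}=1$. The number of bad $b$-sets is a nonnegative integer with expectation less than $1$, so some choice of vectors has none.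

**Step 4: conclude.** For that choice, $(\ast)$ says that $G$ has neither an independent set of size $a$ nor a clique of size $b$ as a pivot-minor. So $R_{\rm piv}(a,b)>N$, hence $R_{\rm piv}(a,b)\ge N+1>x$. As $r-\rho=\lceil a/2\rceil-1$, this is the first statement.

**Step 5: the case $b=\lceil\beta a\rceil$.** This extracts the exponent. Fix $\beta>1/2$. For large $a$ we have $b\ge3$, so $(b!/4)^{1/b}\ge1$. Since $\rho\le a/2$ and $b\ge\beta a$, we have $1-\rho/b\ge1-\frac1{2\beta}>0$. Also $\lceil a/2\rceil-1\ge\frac a2-1$. Hence
$$R_{\rm piv}(a,\lceil\beta a\rceil)> 2^{(1-\frac1{2\beta})(\frac a2-1)}=2^{(\frac12-\frac1{4\beta}-o(1))a}.\qquad\square$$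

**Proof of Theorem 1.** Take $a=b=k\ge2$ in Theorem 2(i). Then $r-\rho=\lceil k/2\rceil-1=h-1$ and $b-\rho=k-\lfloor k/2\rfloor=h$, so $(1-\rho/b)(r-\rho)=h(h-1)/k$. This is the first inequality.

The function $h\mapsto h(h-1)$ is increasing for $h\ge\frac12$, and $h\ge k/2$. So $h(h-1)\ge\frac k2\big(\frac k2-1\big)=\frac{k^2}4-\frac k2$, and dividing by $k$ gives the second inequality. By Stirling, $(k!)^{1/k}\sim k/e$, and $4^{-1/k}\to1$, so $(k!/4)^{1/k}2^{-1/2}=\big(\frac1{e\sqrt2}+o(1)\big)k$.

It remains to show $R_{\rm piv}(k)>2^{k/4}$ for every $k\ge2$. For $k\ge4$ we have $k!/4\ge2^{k/2}$: it holds for $k=4$, where it reads $6\ge4$, and the step from $k$ to $k+1$ multiplies the left side by $k+1$ and the right side by $\sqrt2\le k+1$. So $(k!/4)^{1/k}\ge\sqrt2$, and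
$$R_{\rm piv}(k)>\sqrt2\cdot2^{k/4-1/2}=2^{k/4}.$$
For $k=2,3$, a graph with fewer than $k$ vertices has no pivot-minor on $k$ vertices, so $R_{\rm piv}(k)\ge k$. Here $2>2^{1/2}$ and $3>2^{3/4}$.

Since $2^{k/4}$ exceeds every polynomial in $k$ for large $k$, the conjecture of Section 1 is false. $\square$

## 10. An upper bound from traces on a largest independent set

To see that exponential is the right order, we prove Theorem 3 directly from (3). The plan is to take an independent set that is as large as possible among all pivot-minors, and to show that the vertices with the same trace on it can be made into a clique by one pivot.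

**Proof of Theorem 3.** Let $G$ be a nonempty $n$-vertex graph with no independent set of size $a$ and no clique of size $b$ as a pivot-minor. We bound $n$.

**Step 1: a largest independent set.** This sets up a maximality that we can contradict. Let $r$ be the largest size of an independent set that is a pivot-minor of $G$. Then $1\le r\le a-1$; deleting vertices from a larger independent set would give one of size $a$. By Remark 1 there is a graph $G'$, obtained from $G$ by pivots only, with an independent set $S$ of size $r$. By maximality, every $v\notin S$ has $N_{G'}(v)\cap S\ne\emptyset$.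

**Step 2: one trace class is small.** This is the main point. Fix $\emptyset\ne X\subseteq S$ and let $W=\{v\notin S:N_{G'}(v)\cap S=X\}$. We claim $|W|\le b-1$.

This is clear if $W=\emptyset$. Otherwise pick $w\in W$ and $s\in X$. Then $sw$ is an edge of $G'$; let $G''=G'\times sw$. Apply (3) with $c=s$ and $d=w$, so that $p_x=A_{xs}$ and $q_x=A_{xw}$, where $A$ is the adjacency matrix of $G'$. Write $[s'\in X]$ for $1$ or $0$ according to whether $s'\in X$. For $y\in W\setminus\{w\}$ we have $p_y=1$, because $s\in X$. For $s'\in S\setminus\{s\}$ we have $p_{s'}=0$, because $S$ is independent, and $q_{s'}=[s'\in X]$, because $w$ has trace $X$.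

First, $S\setminus\{s\}$ stays independent in $G''$: for two of its vertices both correction terms in (3) contain a factor $p=0$.

Second, no vertex of $W\setminus\{w\}$ is adjacent in $G''$ to $S\setminus\{s\}$. For $s'\in S\setminus\{s\}$ and $y\in W\setminus\{w\}$, the old entry is $[s'\in X]$, and the new one is
$$[s'\in X]+p_{s'}q_y+q_{s'}p_y=[s'\in X]+0+[s'\in X]=0 .$$

Third, $W\setminus\{w\}$ is a clique in $G''$. If distinct $y,y'\in W\setminus\{w\}$ were nonadjacent in $G''$, then $(S\setminus\{s\})\cup\{y,y'\}$ would be an independent set of size $r+1$ in $G''$, hence a pivot-minor of $G$, against the choice of $r$.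

Fourth, $w$ is adjacent in $G''$ to all of $W\setminus\{w\}$: by (3), the $yw$-entry becomes $p_y=1$.

So $W$ is a clique of $G''$, and it is a pivot-minor of $G$ after deleting the other vertices. Hence $|W|\le b-1$.

**Step 3: add up.** This turns the claim into a bound on $n$. Every vertex outside $S$ has one of the $2^r-1$ nonempty traces, so
$$n\le r+(2^r-1)(b-1)\le(a-1)+(2^{a-1}-1)(b-1).$$
Every graph with more vertices contains one of the two pivot-minors, so $R_{\rm piv}(a,b)\le(b-1)(2^{a-1}-1)+a$. For $a=b=k$ the right side is $(k-1)2^{k-1}-(k-1)+k=(k-1)2^{k-1}+1$. $\square$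

**Proof of (1) and (2).** By Theorems 1 and 3, $2^{k/4}<R_{\rm piv}(k)\le(k-1)2^{k-1}+1$ for all $k\ge2$. Taking $\frac1k\log_2$ gives (1). For fixed $a$, Theorem 2(ii) gives
$$\liminf_b\frac{R_{\rm piv}(a,b)}b\ge\frac{2^{a-2}}{2^{\rho-1}}=2^{a-1-\lfloor a/2\rfloor}=2^{\lceil a/2\rceil-1},$$
because $\frac1b\lfloor(b-1)/2^{\rho-1}\rfloor\to2^{-(\rho-1)}$ as $b\to\infty$. Dividing the bound of Theorem 3 by $b$ and letting $b\to\infty$ gives the upper bound $2^{a-1}-1$ in (2). $\square$
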